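\title{Finite-Order Inflation Does Not Solve Exact Causal Compatibility}

\begin{abstract}
In a correlation scenario, observed variables with finite alphabets are functions of independent latent sources. The inflation technique tests whether a distribution can arise in this way through a hierarchy of linear feasibility problems. We show that the hierarchy need not become exact at any finite order: for the path of five binary variables, every order accepts an incompatible distribution. The obstruction is geometric. The set accepted at a fixed order is defined by finitely many non-strict polynomial inequalities, and the compatible set is not. For scenarios in which every source has at most two children, we prove that a finite order suffices for all alphabets if and only if every connected component of the associated graph is a tree of diameter at most three. In particular, no finite order suffices for the triangle with cardinalities $(9,6,18)$.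
\end{abstract}

\section{Compatibility and inflation}\label{sec:setup}

\subsection{Correlation scenarios}

A \emph{correlation scenario} $G$ is a finite directed graph with \emph{observed} nodes $A_1,\dots,A_N$ and \emph{latent} nodes (sources) $U_1,\dots,U_m$, in which every edge goes from a latent node to an observed node and every observed node has at least one parent. Each $A_i$ carries a finite alphabet $\mathcal A_i$, whose cardinality we denote by $|A_i|$. We write $\mathrm{pa}(A_i)$ for the parents of $A_i$ and $\mathrm{ch}(U_j)$ for the children of $U_j$; the notation $A(U,V)$ means that $\mathrm{pa}(A)=\{U,V\}$. A \emph{table} is a vector in $\mathbb R^{\mathcal A_1\times\dots\times\mathcal A_N}$, and distributions of $(A_1,\dots,A_N)$ are regarded as tables.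

A distribution $P$ is \emph{compatible} with $G$ if there are independent random variables $U_1,\dots,U_m$ with values in arbitrary measurable spaces, and measurable functions $f_i$, such that the variables $A_i=f_i(\mathrm{pa}(A_i))$ have joint law $P$. Such data form a \emph{model} of $P$. The joint law of the sources is a product measure, so Fubini's theorem applies to it. The set of compatible distributions is $\mathcal C(G)$, and \emph{exact causal compatibility} is the problem of deciding whether a given $P$ lies in $\mathcal C(G)$. The definition quantifies over all probability spaces and all functions, so it does not itself provide a test.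

\subsection{Inflation}

Suppose that $P$ has a model. Draw $n$ independent copies $U_j^1,\dots,U_j^n$ of each source and, for $\mathrm{pa}(A_i)=\{U_{j_1},\dots,U_{j_r}\}$, set
\[
A_i^{k_1\dots k_r}=f_i\bigl(U_{j_1}^{k_1},\dots,U_{j_r}^{k_r}\bigr),\qquad (k_1,\dots,k_r)\in\{1,\dots,n\}^r .
\]
The joint law of these finitely many variables has two properties that can be stated without mentioning the model. Inflation keeps these two properties and forgets the rest.

\begin{definition}\label{def:inflation}
A distribution $P$ \emph{admits an $n$-th order inflation} for $G$ if there is a distribution $Q_n$ of the variables $A_i^{k_1\dots k_r}$, each with alphabet $\mathcal A_i$, such that: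
\begin{enumerate}
\item[(S)] \emph{Symmetry.} For all permutations $\pi_1,\dots,\pi_m\in S_n$, the family $\bigl(A_i^{\pi_{j_1}(k_1)\dots\pi_{j_r}(k_r)}\bigr)$ has the same joint law under $Q_n$ as the family $\bigl(A_i^{k_1\dots k_r}\bigr)$.
\item[(D)] \emph{Diagonal marginal.} The blocks $(A_1^{k\dots k},\dots,A_N^{k\dots k})$, $k=1,\dots,n$, are independent under $Q_n$, each with law $P$.
\end{enumerate}
The set of such $P$ is $\mathcal I_n(G)$. The order $n$ is \emph{exact} for $G$ if $\mathcal I_n(G)=\mathcal C(G)$, that is, if $n$-th order inflation solves exact causal compatibility for $G$.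
\end{definition}

In the construction above, (S) holds because the copies of each source are independent and identically distributed, and (D) holds because the $k$-th block is a function of $(U_1^k,\dots,U_m^k)$. Hence $\mathcal C(G)\subset\mathcal I_n(G)$ for all $n$. Marginalizing to the copies with all indices at most $n$ gives $\mathcal I_{n+1}(G)\subset\mathcal I_n(G)$, and $\mathcal I_1(G)$ is the set of all distributions. For fixed $P$, conditions (S) and (D) are finitely many linear equations in the entries of $Q_n$, so membership in $\mathcal I_n(G)$ is a linear feasibility problem.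

The following argument shows how (S) and (D) combine. For a set $O$ of observed variables, $O^k$ denotes the family of diagonal copies $A^{k\dots k}$, $A\in O$, and $P_O$ the marginal of $P$.

\begin{lemma}[Swap]\label{lem:swap}
Let $O,O'$ be disjoint sets of observed variables such that no source has a child in both. If $P\in\mathcal I_n(G)$ with $n\ge2$, then $P_{O\cup O'}=P_O\otimes P_{O'}$.
\end{lemma}

\begin{proof}
Apply the transposition $(1\,2)$ to every source with a child in $O$, and the identity to the others. This sends $O^1$ to $O^2$ and fixes $O'^1$. By (S), the pairs $(O^1,O'^1)$ and $(O^2,O'^1)$ have the same law. By (D), the first has law $P_{O\cup O'}$ and the second has law $P_O\otimes P_{O'}$.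
\end{proof}

\begin{example}\label{ex:small}
(i) If one source is a parent of every observed variable, it can carry the whole outcome, so every distribution is compatible and the order $1$ is exact.

(ii) For $X(S)$, $Z(T)$ the compatible distributions are the products, and Lemma~\ref{lem:swap} shows that the order $2$ is exact.

(iii) For $X(S)$, $B(S,T)$, $Z(T)$ the order $2$ is again exact. Lemma~\ref{lem:swap} gives independence of $X$ and $Z$. Conversely, if $X$ and $Z$ are independent under $P$, let $S=X$ and $T=(Z,\nu)$ with $\nu$ uniform on $[0,1]$, and let $B$ use $\nu$ to sample from $P(b\,|\,x,z)$.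
\end{example}

\subsection{The question}

For many scenarios the first or second order is exact. For the triangle $A(U,V)$, $D(V,W)$, $C(U,W)$ with binary variables it is known that the second order is not. Navascues and Wolfe \cite{NW} posed the following question.

\begin{quote}
\emph{Does every correlation scenario $G$, with specified finite cardinalities, have an exact order $n$?}
\end{quote}

There is a reason to expect a positive answer. With the alphabets fixed, all the sets involved lie in one finite-dimensional space. In Example~\ref{ex:small} the compatible set is cut out by polynomial conditions of degree at most $2$, and we shall see that the order $n$ imposes polynomial conditions of degree at most $n$. One would guess that a complicated scenario merely needs a higher degree. The answer is nevertheless negative, and degree plays no part in it: what fails is the logical form of the description.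

\section{Results}\label{sec:results}

A subset of $\mathbb R^d$ is \emph{basic closed} if it equals $\{g_1\ge0,\dots,g_s\ge0\}$ for finitely many real polynomials $g_i$. An equation $g=0$ is allowed, since it is the pair $g\ge0$, $-g\ge0$. The preimage of a basic closed set under an affine map is basic closed, because the composition of a polynomial with an affine map is a polynomial.

Let $L_5$ be the five-variable path (bilocality) scenario
\[
X\leftarrow S\to A\leftarrow\Lambda\to B\leftarrow M\to C\leftarrow T\to Z ,
\]
with sources $S,\Lambda,M,T$ and observed variables $X(S)$, $A(S,\Lambda)$, $B(\Lambda,M)$, $C(M,T)$, $Z(T)$.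

\begin{theorem}\label{thm:path}
Let all five observed variables of $L_5$ be binary. Then $\mathcal C(L_5)$ is not basic closed. Consequently, for every $n$ there is a distribution that admits an $n$-th order inflation for $L_5$ and is not compatible with $L_5$.
\end{theorem}

This answers the question. The next two theorems show how common the phenomenon is. For any scenario $G$, let $\Gamma(G)$ be the graph on the observed variables in which two variables are adjacent if they share a parent. Call $G$ \emph{graph-type} if every source has at most two children. We write $\mathsf P_k$ and $\mathsf C_k$ for the path and the cycle with $k$ vertices; a subgraph is \emph{induced} if it contains every edge of the ambient graph between its vertices. A tree with at least two vertices and diameter at most $3$ is a \emph{double star}: it has a central edge $BC$, and every other vertex is a leaf $X_1,\dots,X_k$ adjacent to $B$ or a leaf $Z_1,\dots,Z_l$ adjacent to $C$, with $k,l\ge0$ (this is verified in Section~\ref{sec:stars}). We use the following lists of cardinalities, read in order along the path or in cyclic order around the cycle: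
\begin{equation}\label{eq:cards}
\mathsf P_5:(2,2,2,2,2),\qquad \mathsf C_5:(2,4,2,4,2),\qquad \mathsf C_4:(4,4,2,4),\qquad \mathsf C_3:(9,6,18).
\end{equation}

\begin{theorem}\label{thm:class}
For a graph-type scenario $G$ with unspecified cardinalities, the following are equivalent.
\begin{enumerate}
\item[(1)] For every choice of finite cardinalities, some finite order is exact.
\item[(2)] For every choice of finite cardinalities, $\mathcal C(G)$ is basic closed.
\item[(3)] Every connected component of $\Gamma(G)$ is a tree of diameter at most $3$.
\end{enumerate}
If (3) holds, write each component with at least two vertices as a double star; then every $n\ge2$ that is at least $\prod_s|X_s|$ and $\prod_t|Z_t|$ for each of these components is exact. If (3) fails, then $\Gamma(G)$ contains an induced $\mathsf P_5$, $\mathsf C_3$, $\mathsf C_4$ or $\mathsf C_5$, and no finite order is exact as soon as the cardinalities along this subgraph are at least those in \eqref{eq:cards}.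
\end{theorem}

\begin{theorem}\label{thm:induced}
Let $G$ be any correlation scenario, and let $O$ be a set of observed variables such that every source has at most two children in $O$ and the subgraph of $\Gamma(G)$ induced on $O$ is $\mathsf P_5$, $\mathsf C_3$, $\mathsf C_4$ or $\mathsf C_5$. If the cardinalities on $O$ are at least those in \eqref{eq:cards}, then $\mathcal C(G)$ is not basic closed and no finite order is exact.
\end{theorem}

In particular, no finite order is exact for the triangle with cardinalities $(9,6,18)$ or larger. Since $\mathsf P_N$ is a tree of diameter $N-1$ and contains an induced $\mathsf P_5$ when $N\ge5$, Theorem~\ref{thm:class} also gives the following.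

\begin{corollary}\label{cor:paths}
For the path scenario with $N$ observed variables, a finite order is exact for all cardinalities if and only if $N\le4$. For every $N\ge5$, no finite order is exact already when all variables are binary.
\end{corollary}

The negative results have a common proof scheme. Each $\mathcal I_n(G)$ is basic closed (Lemma~\ref{lem:basic}): it is a conjunction of inequalities. Compatibility asserts that a model exists, and an existential statement describes a union, one piece for each value of the hidden parameters. We cut $\mathcal C(G)$ with a plane of tables on which these parameters can be computed completely, and we find a planar region with a straight boundary piece whose continuation runs through the interior of the region. No basic closed set has this shape (Lemma~\ref{lem:cross}). Section~\ref{sec:path} does this for $L_5$ and Section~\ref{sec:cycles} for the cycles. Section~\ref{sec:red} transfers the conclusion between scenarios, Section~\ref{sec:stars} proves exactness for double stars, and Section~\ref{sec:end} assembles Theorems~\ref{thm:class} and~\ref{thm:induced}.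

\section{Basic closed sets}\label{sec:basic}

\begin{lemma}\label{lem:basic}
For every scenario $G$ and every $n$, the set $\mathcal I_n(G)$ is basic closed, defined by polynomials of degree at most $n$. Hence, if $\mathcal C(G)$ is not basic closed, then $\mathcal C(G)\subsetneq\mathcal I_n(G)$ for every $n$.
\end{lemma}

\begin{proof}
Recall that a subset of $\mathbb R^d$ is the convex hull of finitely many points if and only if it is a bounded intersection of finitely many closed half-spaces; such a set is a \emph{polytope}. The first description shows that a linear image of a polytope is a polytope.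

Since the alphabets are finite, the inflated variables take finitely many joint values, and the distributions $Q_n$ that satisfy (S) are defined by finitely many linear equations and inequalities in a simplex. They form a polytope that does not depend on $P$. Marginalization to the diagonal copies is linear, so the set of diagonal marginals of symmetric distributions is a polytope $\{v:\phi_i(v)\ge c_i,\ i=1,\dots,s\}$ with linear $\phi_i$. Thus $P\in\mathcal I_n(G)$ if and only if $P$ has nonnegative entries with sum $1$ and $\phi_i(P^{\otimes n})\ge c_i$ for all $i$. The entries of $P^{\otimes n}$ are monomials of degree $n$ in the entries of $P$.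
\end{proof}

We now need a way to recognize that a set is not basic closed. Being nonconvex, or being presented as a union, is not enough: the union of two opposite quadrants is $\{y_1y_2\ge0\}$. The union of \emph{three} quadrants, $K_0=\{y_1\ge0\text{ or }y_2\ge0\}$, behaves differently. Suppose that $K_0=\{g_1\ge0,\dots,g_s\ge0\}$. The negative $y_1$-axis is part of the boundary, so one expects some $g_i$ to change sign across it. A polynomial that vanishes on a segment of the axis is divisible by $y_2$, and it changes sign across the segment only if $y_2$ divides it to an odd power. Then $g_i$ also changes sign across the positive $y_1$-axis, which lies in the interior of $K_0$, where $g_i\ge0$. The next lemma makes this argument precise.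

\begin{lemma}\label{lem:cross}
Let $K\subset\mathbb R^2$, let $\ell$ be a nonconstant affine function on $\mathbb R^2$, and let $E,J$ be nonempty open segments in the line $\{\ell=0\}$. Suppose that
\begin{enumerate}
\item[(a)] every $e\in E$ has a neighborhood $N$ with $N\cap\{\ell>0\}\subset K$ and $N\cap\{\ell<0\}\cap K=\emptyset$;
\item[(b)] $J$ is contained in the interior of $K$.
\end{enumerate}
Then every basic closed set $K'\supset K$ contains a neighborhood of each point of $E$, with finitely many exceptions. In particular, $K$ is not basic closed.
\end{lemma}

\begin{proof}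
Let $K'=\{g_1\ge0,\dots,g_s\ge0\}$, where no $g_i$ is the zero polynomial (if none remains after the zero ones are dropped, then $K'=\mathbb R^2$ and there is nothing to prove). Write $g_i=\ell^{k_i}h_i$ with $\ell\nmid h_i$. In affine coordinates in which $\ell$ is the second coordinate, $\ell\nmid h_i$ means that the restriction of $h_i$ to the line is a nonzero polynomial in one variable. So each $h_i$ has finitely many zeros on the line.

Every $k_i$ is even. Indeed, choose $q\in J$ with $h_i(q)\ne0$. Near $q$ the sign of $h_i$ is constant, so if $k_i$ were odd, $g_i$ would be negative on one side of the line arbitrarily near $q$, while a neighborhood of $q$ lies in $K\subset K'$ by (b).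

Let $e\in E$ be a point at which no $h_i$ vanishes. Near $e$ on the side $\ell>0$ we are in $K\subset K'$ by (a), so $g_i\ge0$ and hence $h_i\ge0$ there. By continuity $h_i(e)>0$ for all $i$. Then all $h_i$ are positive on a neighborhood of $e$, and since the $k_i$ are even, all $g_i$ are nonnegative on it. This neighborhood lies in $K'$. It contains points with $\ell<0$ arbitrarily near $e$, which are not in $K$ by (a); so $K'\ne K$.
\end{proof}

The set $\{y_1y_2\ge0\}$ satisfies (a) along the positive $y_1$-axis with $\ell=y_2$ and violates (b), so hypothesis (b) cannot be dropped.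

\section{The five-variable path}\label{sec:path}

\subsection{Response variables}

Fix a model $X=\xi(S)$, $A=f(S,\Lambda)$, $B=g(\Lambda,M)$, $C=h(M,T)$, $Z=\eta(T)$ of a distribution $P$ in which $X$ and $Z$ take both values with positive probability. Think of $X$ as a question put to $A$, and of $Z$ as a question put to $C$. The distribution $P$ records the answer of $A$ to one question at a time, but the model lets us ask both. Let $S_x$ have the law of $S$ given $\xi(S)=x$, let $T_z$ have the law of $T$ given $\eta(T)=z$, take $S_0,S_1,\Lambda,M,T_0,T_1$ independent, and put
\[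
a_x=f(S_x,\Lambda),\qquad B=g(\Lambda,M),\qquad c_z=h(M,T_z).
\]
These \emph{response variables} live on one probability space and satisfy:
\begin{enumerate}
\item[(R1)] for all $x,z$, the triple $(a_x,B,c_z)$ has law $P(a,b,c\,|\,x,z)$;
\item[(R2)] $(a_0,a_1)$ is independent of $(c_0,c_1)$.
\end{enumerate}
For (R1), the event $\{X=x,Z=z\}$ is the intersection of an event of $S$ and an event of $T$, so conditionally on it the four sources remain independent, with the laws of $S_x,\Lambda,M,T_z$. For (R2), the two pairs are functions of $(S_0,S_1,\Lambda)$ and of $(M,T_0,T_1)$.

By (R1), $P$ determines the laws of the bits $a_0$ and $a_1$ separately. It leaves one parameter of their joint law free, and likewise one parameter of the joint law of $(c_0,c_1)$. By (R2), the sixteen cells $\{(a_0,a_1)=\alpha,\ (c_0,c_1)=\gamma\}$ have product probabilities, and the event $\{B=1\}$ must fit inside them. To obtain a two-dimensional problem that can be solved by hand, we use zeros of $P$ to confine $\{B=1\}$ to two cells that compete for the free parameters, namely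
\begin{equation}\label{eq:cells}
\{(a_0,a_1)=(1,1),\ (c_0,c_1)=(0,1)\}\qquad\text{and}\qquad\{(a_0,a_1)=(0,1),\ (c_0,c_1)=(1,1)\}.
\end{equation}
On the first cell $(a_x,c_z)=(1,z)$ and on the second $(a_x,c_z)=(x,1)$. This dictates the following definition.

\subsection{The slice}

Let $\theta_0,\theta_1$ be the distributions on $\{0,1\}$ with $\theta_0(1)=\frac13$ and $\theta_1(1)=\frac12$. For $y=(y_1,y_2)\in\mathbb R^2$ put
\[
F_{xz}(a,c)=\tfrac{y_1}{4}\,\mathbf 1\{a=1,\ c=z\}+\tfrac{y_2}{4}\,\mathbf 1\{a=x,\ c=1\},
\]
and define the table $P_y$ by
\[
P_y(x,a,1,c,z)=\tfrac14F_{xz}(a,c),\qquad P_y(x,a,0,c,z)=\tfrac14\bigl(\theta_x(a)\theta_z(c)-F_{xz}(a,c)\bigr).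
\]
The map $y\mapsto P_y$ is affine. When $P_y$ is a distribution, $(X,Z)$ is uniform, $(A,C)$ has law $\theta_x\otimes\theta_z$ given $(x,z)$, and $F_{xz}(a,c)$ is the probability of $\{A=a,B=1,C=c\}$ given $(x,z)$.

\begin{proposition}\label{prop:slice}
The table $P_y$ belongs to $\mathcal C(L_5)$ if and only if $y$ belongs to
\[
K=\bigl\{y_1,y_2\ge0:\ \text{there are }\sigma,\tau\in[0,\tfrac23]\text{ with } y_1\le\sigma(1-\tau),\ y_2\le(1-\sigma)\tau\bigr\}.
\]
\end{proposition}

\begin{proof}
\emph{Necessity.} Let $P_y$ have a model, with response variables as above. By (R1), $a_x$ has law $\theta_x$ and $c_z$ has law $\theta_z$. Let $\sigma=\Pr(a_0=1\,|\,a_1=1)$ and $\tau=\Pr(c_0=1\,|\,c_1=1)$. Since $\sigma/2=\Pr(a_0=a_1=1)\le\Pr(a_0=1)=\frac13$, we have $\sigma\le\frac23$, and in the same way $\tau\le\frac23$. By (R2) the cells \eqref{eq:cells} have probabilities $\frac\sigma2\cdot\frac{1-\tau}2$ and $\frac{1-\sigma}2\cdot\frac\tau2$.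

The function $F_{11}$ vanishes outside $(1,1)$, and $F_{00}$ vanishes outside $\{(1,0),(0,1)\}$, where it takes the values $y_1/4$ and $y_2/4$. By (R1), almost surely on $\{B=1\}$ we have $a_1=c_1=1$ and $(a_0,c_0)\in\{(1,0),(0,1)\}$. So, up to null sets, $\{B=1,a_0=1,c_0=0\}$ has probability $y_1/4$ and lies in the first cell, and $\{B=1,a_0=0,c_0=1\}$ has probability $y_2/4$ and lies in the second. Therefore $0\le y_1\le\sigma(1-\tau)$ and $0\le y_2\le(1-\sigma)\tau$.

\emph{Sufficiency.} Let $y\in K$ with parameters $\sigma,\tau$. Let $(a_0,a_1)$ take the values $11,10,01,00$ with probabilities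
\[
\tfrac\sigma2,\qquad\tfrac13-\tfrac\sigma2,\qquad\tfrac{1-\sigma}2,\qquad\tfrac16+\tfrac\sigma2 .
\]
These are nonnegative because $\sigma\in[0,\frac23]$, their sum is $1$, and $a_x$ has law $\theta_x$. Let $\Lambda=(a_0,a_1,\nu)$ with $\nu$ uniform on $[0,1]$ and independent of $(a_0,a_1)$, let $M=(c_0,c_1)$ have the same law as $(a_0,a_1)$ with $\tau$ in place of $\sigma$, and let $S,T$ be uniform bits. Put $X=S$, $Z=T$, $A=a_S$, $C=c_T$. Let $B=1$ on the first cell when $\nu\,\sigma(1-\tau)<y_1$, on the second cell when $\nu\,(1-\sigma)\tau<y_2$, and $B=0$ in all other cases; this is a function of $(\Lambda,M)$. If $\sigma(1-\tau)>0$, the first cell contributes to $\{B=1\}$ the mass $\frac{\sigma(1-\tau)}4\cdot\frac{y_1}{\sigma(1-\tau)}=\frac{y_1}4$; if $\sigma(1-\tau)=0$, then $y_1=0$ and the cell is null, so the mass is again $y_1/4$. The second cell contributes $y_2/4$ for the same reason. Since $(a_x,c_z)$ equals $(1,z)$ on the first cell and $(x,1)$ on the second, $\Pr(a_x=a,B=1,c_z=c)=F_{xz}(a,c)$. Finally $(a_x,c_z)$ has law $\theta_x\otimes\theta_z$, which gives the entries with $b=0$.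
\end{proof}

\subsection{The shape of $K$}

For fixed $\tau$ and $\sigma$ running over $[0,1]$, the point $(\sigma(1-\tau),(1-\sigma)\tau)$ describes the segment from $(0,\tau)$ to $(1-\tau,0)$. By the Cauchy--Schwarz inequality,
\begin{equation}\label{eq:cs}
\sqrt{\sigma}\sqrt{1-\tau}+\sqrt{1-\sigma}\sqrt{\tau}\le1 ,
\end{equation}
with equality at $\sigma=1-\tau$, so all these segments lie under the curve $\sqrt{y_1}+\sqrt{y_2}=1$ and touch it. The bound $\tau\le\frac23$ stops the family at the segment from $(0,\frac23)$ to $(\frac13,0)$. To the left of its point of contact this last segment is part of the boundary of $K$; to the right it passes under the curve, through points that other segments cover (Figure~\ref{fig:K}).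

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=6.5]
\fill[gray!25] (0,0) -- (0,0.6667) -- (0.1111,0.4444) -- plot[domain=0.3333:0.6667,samples=30] ({\x*\x},{(1-\x)*(1-\x)}) -- (0.6667,0) -- cycle;
\draw[->] (0,0) -- (0.82,0) node[right] {$y_1$};
\draw[->] (0,0) -- (0,0.82) node[above] {$y_2$};
\draw[dotted,thick] plot[domain=0.13:0.87,samples=40] ({\x*\x},{(1-\x)*(1-\x)});
\draw[very thick] (0,0.6667) -- (0.1111,0.4444);
\draw[very thick,dashed] (0.1111,0.4444) -- (0.3333,0);
\draw (0.4444,0.1111) -- (0.6667,0);
\fill (0.1111,0.4444) circle (0.008) node[right] {$(\frac19,\frac49)$};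
\fill (0.4444,0.1111) circle (0.008) node[above right] {$(\frac49,\frac19)$};
\node at (0.035,0.53) {$E$};
\node at (0.19,0.19) {$J$};
\node[left] at (0,0.6667) {$\frac23$};
\node[below] at (0.3333,0) {$\frac13$};
\node[below] at (0.6667,0) {$\frac23$};
\end{tikzpicture}
\caption{The set $K$ of parameters $y$ for which $P_y$ is compatible with $L_5$ (shaded). Its upper boundary consists of an arc of the curve $\sqrt{y_1}+\sqrt{y_2}=1$ (dotted) and two segments tangent to it. The line $y_2=\frac23-2y_1$ bounds $K$ along $E$ and continues through the interior of $K$ along $J$.}
\label{fig:K}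
\end{figure}

\begin{lemma}\label{lem:shape}
Let $y_1,y_2\ge0$.
\begin{enumerate}
\item[(i)] If $y_1\le\frac19$, then $y\in K$ if and only if $y_2\le\frac23-2y_1$.
\item[(ii)] If $\frac19\le y_1\le\frac49$, then $y\in K$ if and only if $\sqrt{y_1}+\sqrt{y_2}\le1$.
\item[(iii)] If $y_1\ge\frac49$, then $y\in K$ if and only if $y_1\le\frac23-2y_2$.
\end{enumerate}
\end{lemma}

\begin{proof}
(i) Let $y\in K$ with parameters $\sigma,\tau$. Then $\sigma\ge y_1/(1-\tau)$, so $y_2\le\varphi(\tau)$, where $\varphi(\tau)=\tau\bigl(1-\frac{y_1}{1-\tau}\bigr)$. We have $\varphi'(\tau)=1-\frac{y_1}{(1-\tau)^2}\ge0$ on $[0,\frac23]$, because $(1-\tau)^2\ge\frac19\ge y_1$ there. Hence $y_2\le\varphi(\frac23)=\frac23-2y_1$. Conversely, $\tau=\frac23$ and $\sigma=3y_1\le\frac13$ give $\sigma(1-\tau)=y_1$ and $(1-\sigma)\tau=\frac23-2y_1$.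

(ii) Every point of $K$ satisfies $\sqrt{y_1}+\sqrt{y_2}\le1$ by \eqref{eq:cs}. Conversely, $\sigma=\sqrt{y_1}$ and $\tau=1-\sqrt{y_1}$ lie in $[\frac13,\frac23]$ and give $\sigma(1-\tau)=y_1$ and $(1-\sigma)\tau=(1-\sqrt{y_1})^2\ge y_2$.

(iii) For $y_1\ge\frac49$, each of the two conditions implies $y_2\le\frac19$, the first by \eqref{eq:cs}. Exchanging $\sigma$ and $\tau$ shows that $K$ is symmetric in $y_1,y_2$, so (i) applies with the coordinates exchanged.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:path}]
Let $\ell=\frac23-2y_1-y_2$, $E=\{\ell=0,\ 0<y_1<\frac19\}$ and $J=\{\ell=0,\ \frac19<y_1<\frac13\}$. The open set $\{0<y_1<\frac19,\ y_2>0\}$ contains $E$, and in it $K$ is given by $\ell\ge0$ by Lemma~\ref{lem:shape}(i). This is hypothesis (a) of Lemma~\ref{lem:cross}. The open set $\{\frac19<y_1<\frac49,\ 0<y_2<(1-\sqrt{y_1})^2\}$ lies in $K$ by Lemma~\ref{lem:shape}(ii). It contains $J$, because on $J$ we have $y_2=\frac23-2y_1>0$ and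
\[
(1-\sqrt{y_1})^2-y_2=3y_1-2\sqrt{y_1}+\tfrac13=3\bigl(\sqrt{y_1}-\tfrac13\bigr)^2>0 .
\]
This is hypothesis (b). So $K$ is not basic closed. By Proposition~\ref{prop:slice}, $K$ is the preimage of $\mathcal C(L_5)$ under an affine map, so $\mathcal C(L_5)$ is not basic closed. Lemma~\ref{lem:basic} gives the last statement.
\end{proof}

\begin{remark}[Where inflation fails]
The set $\{y:P_y\in\mathcal I_n(L_5)\}$ is basic closed and contains $K$. By Lemma~\ref{lem:cross}, for each $n$ and all but finitely many $y_1\in(0,\frac19)$, the table $P_y$ with $y_2=\frac23-2y_1+\varepsilon$ admits an $n$-th order inflation and is incompatible for all sufficiently small $\varepsilon>0$, depending on $n$ and $y_1$.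
\end{remark}

\begin{remark}[The choice $\theta_0(1)=\frac13$]
With $\theta_0(1)=\frac12$ the proof of Proposition~\ref{prop:slice} goes through with $\sigma,\tau\in[0,1]$, and the argument for Lemma~\ref{lem:shape}(ii) gives the region $\sqrt{y_1}+\sqrt{y_2}\le1$. Squaring shows that this region is $\{y_1,y_2\ge0,\ y_1+y_2\le1,\ (1-y_1-y_2)^2\ge4y_1y_2\}$, which is basic closed. The straight boundary piece $E$ exists only because the marginal of $a_0$ cuts off the range of the hidden parameters.
\end{remark}

\section{Reductions between scenarios}\label{sec:red}

For a set $O$ of observed variables, $G|_O$ is the scenario obtained by deleting the observed variables outside $O$; the graph $\Gamma(G|_O)$ is the subgraph of $\Gamma(G)$ induced on $O$. For a graph $\Gamma$ without isolated vertices, $G_\Gamma$ is the scenario with one observed variable per vertex and one source per edge, whose children are the two ends of the edge. Thus $L_5=G_{\mathsf P_5}$ and the triangle is $G_{\mathsf C_3}$.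

\begin{lemma}\label{lem:red}
\begin{enumerate}
\item[(i)] If $\mathcal C(G|_O)$ is not basic closed, then $\mathcal C(G)$ is not basic closed.
\item[(ii)] If $\mathcal C(G)$ is not basic closed, it remains so when the alphabets are enlarged.
\item[(iii)] Let $G$ be graph-type with $\Gamma=\Gamma(G)$ connected and having at least two vertices. Then $\mathcal C(G)=\mathcal C(G_\Gamma)$ and $\mathcal I_n(G)\subset\mathcal I_n(G_\Gamma)$ for all $n$.
\end{enumerate}
\end{lemma}

\begin{proof}
(i) Let $\delta$ be a point mass for the variables outside $O$. The map $P\mapsto P\otimes\delta$ is linear. A model of $P\otimes\delta$ for $G$ restricts to a model of $P$ for $G|_O$, and a model of $P$ extends by constant functions. So $\mathcal C(G|_O)$ is the preimage of $\mathcal C(G)$.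

(ii) Extension of tables by zeros is linear. In a model of the extended table, each $f_i$ takes the new symbols only on a null set, where it can be redefined. So the compatible set for the small alphabets is the preimage of the one for the large alphabets.

(iii) Assign to each source $U$ with children an edge $\phi(U)\supset\mathrm{ch}(U)$ of $\Gamma$. If $U$ has two children, they form an edge and $\phi(U)$ is that edge; if $U$ has one child, this vertex lies on some edge because $\Gamma$ is connected with at least two vertices. Every edge $e$ equals $\mathrm{ch}(U_e)$ for some source $U_e$, and $\phi(U_e)=e$.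

Given a model for $G$, let the source of $e$ be the tuple of all $U$ with $\phi(U)=e$. These tuples are disjoint, hence independent, and each parent $U$ of $A_i$ belongs to the tuple of the edge $\phi(U)\ni A_i$; this is a model for $G_\Gamma$. Given a model for $G_\Gamma$, let $U_e$ play the role of the source of $e$ and ignore the other sources of $G$.

Given $Q_n$ for $G$, define the copy of $A_i$ in the inflation of $G_\Gamma$ with indices $(k_e)_{e\ni A_i}$ to be the copy of $A_i$ in the inflation of $G$ in which each parent $U$ has index $k_{\phi(U)}$. Invariance under permutations $(\pi_e)$ follows from (S) for $G$ with $\pi_U=\pi_{\phi(U)}$, and the diagonal copies are the same in both inflations.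
\end{proof}

Part (iii) is the place where the number of children matters. If a single source has three children, then $\Gamma(G)=\mathsf C_3$, yet every distribution is compatible by Example~\ref{ex:small}(i). So the hypothesis on the sources in Theorem~\ref{thm:induced} cannot be dropped.

\section{Double stars}\label{sec:stars}

We first check the description of trees of diameter at most $3$. If two non-leaf vertices of a tree are at distance $d$, the path between them extends by one edge at each end, so $d+2\le3$. Non-leaf vertices are thus pairwise adjacent, and a tree has no triangle, so there are at most two of them. If there are two, call them $B,C$. If there is one, call it $B$ and let $C$ be any neighbor. In both cases every other vertex is a leaf whose neighbor is a non-leaf. If there is none, the tree is a single edge $BC$.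

The idea of the exactness proof is visible on the path $X(S)$, $B(S,\Lambda)$, $C(\Lambda,T)$, $Z(T)$ with $X,Z$ binary and $n=2$. Lemma~\ref{lem:swap} makes $X$ and $Z$ independent. To build a model it then suffices to find one joint law for four response variables $(\beta_0,\beta_1,\gamma_0,\gamma_1)$ in which each pair $(\beta_x,\gamma_z)$ has law $P(b,c\,|\,x,z)$, because all four can be stored in $\Lambda$. The inflation offers a candidate: the copies $B^{11},B^{21},C^{11},C^{12}$ attached to $\Lambda^1$, conditioned on $X^1=0$, $X^2=1$, $Z^1=0$, $Z^2=1$. One copy of $S$ is spent on each value of $X$, which explains the bound on $n$. The construction needs a source that is a parent of every non-leaf variable; in $L_5$ there is none, and the response variables are subject to the nonlinear condition (R2).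

\begin{proposition}\label{prop:star}
Let $\Gamma$ be a double star with central edge $BC$ and leaves $X_1,\dots,X_k$ at $B$ and $Z_1,\dots,Z_l$ at $C$. If $n\ge2$, $n\ge\prod_s|X_s|$ and $n\ge\prod_t|Z_t|$, then $\mathcal I_n(G_\Gamma)=\mathcal C(G_\Gamma)$.
\end{proposition}

\begin{proof}
Let $\Lambda$, $S_s$, $T_t$ be the sources of the edges $BC$, $BX_s$, $CZ_t$. Let $P\in\mathcal I_n(G_\Gamma)$, with inflation $Q_n$. Write $X=(X_1,\dots,X_k)$ and $Z=(Z_1,\dots,Z_l)$; an empty tuple is a variable with one value.

The variables $X_s,Z_t$ each have a single parent, and these parents are distinct. Applying Lemma~\ref{lem:swap} to one of them and the set of those already considered, one at a time, we find that they are mutually independent under $P$.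

Let $x_1,\dots,x_p$ and $z_1,\dots,z_q$ be the values of $X$ and $Z$ of positive probability; then $p,q\le n$. Let $X^i,Z^j$ be the tuples of $i$-th and $j$-th copies, which are diagonal copies. Let $B^{(i)}$ be the copy of $B$ in which every $S_s$ has index $i$ and $\Lambda$ has index $1$, and let $C^{(j)}$ be the copy of $C$ in which every $T_t$ has index $j$ and $\Lambda$ has index $1$. Consider the event
\[
\mathcal E=\{X^i=x_i\ \text{for } i\le p,\quad Z^j=z_j\ \text{for } j\le q\}.
\]
By (D) and the independence of $X$ and $Z$ under $P$, we have $Q_n(\mathcal E)=\prod_iP(x_i)\prod_jP(z_j)>0$.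

Fix $i\le p$ and $j\le q$. Choose $\pi,\rho\in S_n$ with $\pi(i)=1$ and $\rho(j)=1$, and apply $\pi$ to every $S_s$, $\rho$ to every $T_t$, and the identity to $\Lambda$. By (S), the family
\[
\bigl(X^i,B^{(i)},C^{(j)},Z^j\bigr),\qquad (X^{i'})_{i'\ne i},\qquad (Z^{j'})_{j'\ne j}
\]
has the same law as
\[
\bigl(X^1,B^{(1)},C^{(1)},Z^1\bigr),\qquad (X^{\pi(i')})_{i'\ne i},\qquad (Z^{\rho(j')})_{j'\ne j}.
\]
In the second family the first block is the first diagonal block and all other variables are diagonal copies with index at least $2$. By (D), the first block has law $P$ and is independent of the rest, and so the same holds in the first family. The event $\mathcal E$ is the intersection of $\{X^i=x_i,Z^j=z_j\}$ with an event of the remaining variables. Hence, conditionally on $\mathcal E$, the pair $(B^{(i)},C^{(j)})$ has law $P(b,c\,|\,x_i,z_j)$.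

Now let $\Lambda=(\beta_1,\dots,\beta_p,\gamma_1,\dots,\gamma_q)$ have the law of $(B^{(1)},\dots,B^{(p)},C^{(1)},\dots,C^{(q)})$ given $\mathcal E$, and let $S_s,T_t$ be independent with the laws of $X_s,Z_t$ under $P$. Put $X_s=S_s$, $Z_t=T_t$, $B=\beta_i$ when $X=x_i$ and $C=\gamma_j$ when $Z=z_j$; other values of $X$ and $Z$ have probability zero. By mutual independence of the leaves, $(X,Z)$ has its law under $P$, and $\Lambda$ is independent of it. So $(X,B,C,Z)=(x_i,b,c,z_j)$ has probability $P(x_i,z_j)P(b,c\,|\,x_i,z_j)$, and this is a model of $P$.
\end{proof}

\begin{proposition}\label{prop:positive}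
Let $G$ be graph-type and satisfy condition (3) of Theorem~\ref{thm:class}. Then every $n$ as in that theorem is exact.
\end{proposition}

\begin{proof}
Let $P\in\mathcal I_n(G)$ and let $O_1,\dots,O_c$ be the components of $\Gamma(G)$. No source has children in two components, so Lemma~\ref{lem:swap}, applied to $O_i$ and $O_{i+1}\cup\dots\cup O_c$ for $i=1,\dots,c-1$, gives $P=P_{O_1}\otimes\dots\otimes P_{O_c}$. Models for the scenarios $G|_{O_i}$ use disjoint sets of sources and combine into a model for $G$, so it suffices to show $P_O\in\mathcal C(G|_O)$ for each component $O$. If $O$ is a single variable, this is Example~\ref{ex:small}(i), since the variable has a parent. Otherwise let $\Gamma$ be the double star on $O$. Marginalizing $Q_n$ to the copies of variables in $O$ gives $P_O\in\mathcal I_n(G|_O)$, and Lemma~\ref{lem:red}(iii) and Proposition~\ref{prop:star} give $\mathcal I_n(G|_O)\subset\mathcal I_n(G_\Gamma)=\mathcal C(G_\Gamma)=\mathcal C(G|_O)$.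
\end{proof}

\section{Cycles}\label{sec:cycles}

In $L_5$ the end variables have one parent each, which is what made conditioning on them harmless. In a cycle every variable has two parents. The remedy is to let two neighbors report the same symbol; it can then depend only on their common source.

\begin{lemma}[Copy principle]\label{lem:copy}
Let $U,V,W$ be independent, $Y=\psi(U,V)$ and $Y'=\psi'(U,W)$, with values in a finite set. If $Y=Y'$ almost surely, then $Y=\xi(U)$ almost surely for some measurable function $\xi$.
\end{lemma}

\begin{proof}
By Fubini's theorem there is a value $w_0$ such that $\psi(u,v)=\psi'(u,w_0)$ for almost every $(u,v)$. Take $\xi=\psi'(\cdot,w_0)$.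
\end{proof}

\subsection{The cycles $\mathsf C_5$ and $\mathsf C_4$}

\begin{proposition}\label{prop:c45}
With the cardinalities \eqref{eq:cards}, the sets $\mathcal C(G_{\mathsf C_5})$ and $\mathcal C(G_{\mathsf C_4})$ are not basic closed.
\end{proposition}

\begin{proof}
In each case we give a linear map $\iota$ on tables such that $\iota(P)$ is compatible if and only if $P\in\mathcal C(L_5)$; Theorem~\ref{thm:path} then applies.

For $\mathsf C_5$, let the observed variables be $\bar X(R,S)$, $\bar A(S,\Lambda)$, $B(\Lambda,M)$, $\bar C(M,T)$, $\bar Z(T,R)$, with cardinalities $2,4,2,4,2$. Let $\iota(P)$ give the weight $P(x,a,b,c,z)$ to the outcome $\bar X=x$, $\bar A=(x,a)$, $B=b$, $\bar C=(c,z)$, $\bar Z=z$, and the weight $0$ to all other outcomes. In a model of $\iota(P)$, the symbol $X$ is a function of $(S,R)$ and also of $(S,\Lambda)$, so $X=\xi(S)$ by Lemma~\ref{lem:copy}; the symbol $Z$ is a function of $(T,R)$ and of $(T,M)$, so $Z=\eta(T)$. Together with the components $A$ of $\bar A$ and $C$ of $\bar C$, this is a model of $P$ for $L_5$. Conversely, in a model for $L_5$ the symbol $X$ is a function of $S$ and $Z$ is a function of $T$, so each node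 of the cycle can compute its output, and $R$ is ignored.

For $\mathsf C_4$, let the observed variables be $Y(S,T)$, $\bar A(S,\Lambda)$, $B(\Lambda,M)$, $\bar C(M,T)$, with cardinalities $4,4,2,4$, and let $\iota(P)$ give the weight $P(x,a,b,c,z)$ to $Y=(x,z)$, $\bar A=(x,a)$, $B=b$, $\bar C=(c,z)$. Now $X$ is a function of $(S,T)$ and of $(S,\Lambda)$, and $Z$ is a function of $(T,S)$ and of $(T,M)$. Lemma~\ref{lem:copy} gives $X=\xi(S)$ and $Z=\eta(T)$, and the rest of the argument is unchanged.
\end{proof}

\subsection{The triangle: forcing a sum}

The embedding above uses four sources, and the triangle has three, so a different slice is needed. Let the sources be $U,V,W$ and the observed variables $\bar A(U,V)$, $\bar D(V,W)$, $\bar C(U,W)$, with values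
\[
\bar A=(A,X)\in\mathbb Z_3\times\{0,1,2\},\qquad \bar D=(D,Z)\in\mathbb Z_3\times\{0,1\},\qquad \bar C=(C,X',Z')\in\mathbb Z_3\times\{0,1,2\}\times\{0,1\},
\]
of cardinalities $9,6,18$. Requiring $X'=X$ and $Z'=Z$ makes $X$ a function of $U$ and $Z$ a function of $W$. With these symbols alone we would be in Example~\ref{ex:small}(iii), where the conditional law of $C$ is unrestricted. The symbols $A$ and $D$ add the relation $C=A+D$, which forces $C$ to be a sum of a function of $U$ and a function of $W$, while a uniform mask carried by $V$ keeps $A$ uninformative.

Given real functions $R_{ij}$ on $\mathbb Z_3$ with sum $1$, for $i\in\{0,1,2\}$ and $j\in\{0,1\}$, let $P[R]$ be the table that is supported on $X'=X$, $Z'=Z$, $D=C-A$ and gives the weight $\frac16\cdot\frac13R_{ij}(k)$ to $(X,Z,A,C)=(i,j,a,k)$. Recall that the convolution $(p*q)(k)=\sum_{k'}p(k')q(k-k')$ is the law of the sum of independent variables with laws $p,q$.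

\begin{lemma}\label{lem:sum}
The table $P[R]$ is compatible with the triangle if and only if there are distributions $p_0,p_1,p_2,q_0,q_1$ on $\mathbb Z_3$ with $R_{ij}=p_i*q_j$ for all $i,j$.
\end{lemma}

\begin{proof}
Let $P[R]$ have a model, with $A=f(U,V)$, $D=g(V,W)$, $C=h(U,W)$. By Lemma~\ref{lem:copy}, $X=\xi(U)$ and $Z=\eta(W)$ almost surely. Since $h(u,w)=f(u,v)+g(v,w)$ for almost every $(u,v,w)$, Fubini's theorem gives $v_0$ with $h(u,w)=f(u,v_0)+g(v_0,w)$ for almost every $(u,w)$. Let $p_i$ be the law of $f(U,v_0)$ given $\xi(U)=i$, and $q_j$ the law of $g(v_0,W)$ given $\eta(W)=j$. Conditionally on $\{X=i,Z=j\}$, an event of probability $\frac16$, the sources $U$ and $W$ remain independent, so $C$ has law $p_i*q_j$; by the definition of $P[R]$ this law is $R_{ij}$.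

Conversely, let $U=(X,\mu)$ with $X$ uniform and $\mu\sim p_X$, let $W=(Z,\mu')$ with $Z$ uniform and $\mu'\sim q_Z$, and let $V$ be uniform on $\mathbb Z_3$. Put $A=\mu+V$, $D=\mu'-V$, $C=\mu+\mu'$, $X'=X$, $Z'=Z$. Each node uses only its parents, $D=C-A$, the law of $C$ given $(i,j)$ is $p_i*q_j$, and $A$ is uniform and independent of $(X,Z,C)$ because $V$ is uniform and independent of $(U,W)$.
\end{proof}

\subsection{The triangle: a hexagram slice}

The Fourier transform turns the convolutions into products of complex numbers. Let $\omega=e^{2\pi i/3}$. For a real function $p$ on $\mathbb Z_3$ with sum $1$ put $\hat p=\sum_kp(k)\omega^k$. Then $\widehat{p*q}=\hat p\,\hat q$. For $\alpha\in\mathbb C$, the function $p(k)=\frac13\bigl(1+2\operatorname{Re}(\alpha\omega^{-k})\bigr)=\frac13(1+\alpha\omega^{-k}+\bar\alpha\omega^k)$ has sum $1$ and $\hat p=\alpha$, since $\sum_k\omega^k=\sum_k\omega^{2k}=0$. So $p\mapsto\hat p$ is a surjective affine map between real affine planes, hence a bijection. The distributions correspond to the triangle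
\[
\Delta=\operatorname{conv}\{1,\omega,\omega^2\}=\{\alpha:\ \operatorname{Re}(\alpha\omega^{-k})\ge-\tfrac12,\ k=0,1,2\}.
\]
By Lemma~\ref{lem:sum}, $P[R]$ is compatible if and only if the matrix $(\hat R_{ij})$ factors as $\hat p_i\hat q_j$ with all factors in $\Delta$. A nonzero matrix of rank one determines its factors up to $(\hat p,\hat q)\mapsto(\lambda\hat p,\lambda^{-1}\hat q)$, and $\lambda$ is the hidden parameter. We use the rows $i=0,1$ to confine $\lambda$ to a finite set, and the row $i=2$ to detect the union over that set.

Let $\mu_6=\{\pm1,\pm\omega,\pm\omega^2\}$ be the group of sixth roots of unity, and let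
\[
\mathcal H=\Delta\cap(-\Delta)=\{z:\ \operatorname{Re}(z\epsilon^{-1})\le\tfrac12\ \text{for all }\epsilon\in\mu_6\},\qquad \kappa=\tfrac{i}{\sqrt3}.
\]
The points $\kappa$ and $-\kappa$ are the transforms of the distributions $(\frac13,\frac23,0)$ and $(\frac13,0,\frac23)$, so both lie in $\Delta$ and hence in $\mathcal H$. Moreover,
\begin{equation}\label{eq:hex}
z\in\mathcal H\ \Longrightarrow\ |z|\le|\kappa|,\ \text{ with equality only if } z\in\kappa\mu_6 .
\end{equation}
Indeed, for $z\neq0$ some $\epsilon\in\mu_6$ makes an angle $\vartheta\le\frac\pi6$ with $z$, so $\frac12\ge|z|\cos\vartheta\ge|z|\frac{\sqrt3}2$. Equality forces $\vartheta=\frac\pi6$, that is, $\arg z\in\frac\pi6+\frac\pi3\mathbb Z=\frac\pi2+\frac\pi3\mathbb Z$.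

For $\alpha\in\mathbb C\cong\mathbb R^2$ define $R^\alpha$ by
\begin{equation}\label{eq:matrix}
\bigl(\widehat{R^\alpha_{ij}}\bigr)=\begin{pmatrix}\kappa\\-\kappa\\ \alpha\end{pmatrix}\begin{pmatrix}\kappa&-\kappa\end{pmatrix}=\begin{pmatrix}\kappa^2&-\kappa^2\\-\kappa^2&\kappa^2\\ \alpha\kappa&-\alpha\kappa\end{pmatrix}.
\end{equation}
Here $\kappa^2=-\frac13$, so $R^\alpha_{00}=R^\alpha_{11}=(\frac19,\frac49,\frac49)$ and $R^\alpha_{01}=R^\alpha_{10}=(\frac59,\frac29,\frac29)$. The map $\alpha\mapsto P[R^\alpha]$ is affine over $\mathbb R$.

\begin{proposition}\label{prop:tri}
The table $P[R^\alpha]$ is compatible with the triangle if and only if $\alpha\in\Delta\cup(-\Delta)$. This hexagram is not basic closed, and therefore $\mathcal C(G_{\mathsf C_3})$ with cardinalities $(9,6,18)$ is not basic closed.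
\end{proposition}

\begin{proof}
Suppose that \eqref{eq:matrix} equals $(\hat p_i\hat q_j)$ with all factors in $\Delta$. Since $\hat p_0\hat q_0=\kappa^2\ne0$, the number $\lambda=\hat p_0/\kappa$ is nonzero. The entries $(0,0)$, $(0,1)$, $(1,0)$, $(2,0)$ give in turn
\[
\hat q_0=\kappa/\lambda,\qquad\hat q_1=-\kappa/\lambda,\qquad\hat p_1=-\lambda\kappa,\qquad\hat p_2=\lambda\alpha .
\]
As $\pm\lambda\kappa$ and $\pm\kappa/\lambda$ lie in $\Delta$, both $\lambda\kappa$ and $\kappa/\lambda$ lie in $\mathcal H$. By \eqref{eq:hex}, $|\lambda|\le1$ and $|\lambda|\ge1$; then $|\lambda\kappa|=|\kappa|$, and the equality case gives $\lambda\in\mu_6$. Since $\omega\Delta=\Delta$, we have $\lambda^{-1}\Delta=\pm\Delta$, and $\alpha=\lambda^{-1}\hat p_2\in\Delta\cup(-\Delta)$. Conversely, if $\epsilon\alpha\in\Delta$ with $\epsilon=\pm1$, multiply both factors in \eqref{eq:matrix} by $\epsilon$: the product is unchanged and all five entries lie in $\Delta$.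

We apply Lemma~\ref{lem:cross} with $\ell(\alpha)=\operatorname{Re}\alpha+\frac12$ (Figure~\ref{fig:hex}). At the point $\alpha_t=-\frac12+it$ of the line $\ell=0$,
\[
\operatorname{Re}\alpha_t=-\tfrac12,\qquad \operatorname{Re}(\alpha_t\omega^{-1})=\tfrac14+\tfrac{\sqrt3}2t,\qquad \operatorname{Re}(\alpha_t\omega^{-2})=\tfrac14-\tfrac{\sqrt3}2t .
\]
The triangle $\Delta$ is the set where these three functions of $\alpha$ are at least $-\frac12$, and $-\Delta$ is the set where they are at most $\frac12$. For $\frac1{2\sqrt3}<t<\frac{\sqrt3}2$ the second value exceeds $\frac12$ and the third exceeds $-\frac12$. So a neighborhood of $\alpha_t$ misses $-\Delta$, and in it $\Delta$ is given by $\ell\ge0$; this is (a). For $|t|<\frac1{2\sqrt3}$ all three values are less than $\frac12$, so $\alpha_t$ is an interior point of $-\Delta$; this is (b).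
\end{proof}

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=2.2]
\fill[gray!25] (0:1) -- (120:1) -- (240:1) -- cycle;
\fill[gray!25] (60:1) -- (180:1) -- (300:1) -- cycle;
\draw (120:1) -- (0:1) -- (240:1) -- (-0.5,-0.2887);
\draw (60:1) -- (180:1) -- (300:1) -- cycle;
\draw[very thick] (-0.5,0.2887) -- (-0.5,0.866);
\draw[very thick,dashed] (-0.5,-0.2887) -- (-0.5,0.2887);
\node[left] at (-0.5,0.6) {$E$};
\node[right] at (-0.5,0) {$J$};
\node[right] at (0:1) {$1$};
\node[above] at (120:1) {$\omega$};
\node[below] at (240:1) {$\omega^2$};
\node[left] at (180:1) {$-1$};
\fill (0,0.5774) circle (0.025) node[above] {$\kappa$};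
\fill (0,-0.5774) circle (0.025) node[below] {$-\kappa$};
\end{tikzpicture}
\caption{The set $\Delta\cup(-\Delta)$ of parameters $\alpha$ for which $P[R^\alpha]$ is compatible with the triangle scenario. The points $\pm\kappa$ are vertices of the inner hexagon $\Delta\cap(-\Delta)$. The side of $\Delta$ from $\omega$ to $\omega^2$ bounds the union along $E$ and runs through its interior along $J$.}
\label{fig:hex}
\end{figure}

\section{Proof of the classification, and its scope}\label{sec:end}

\begin{proof}[Proof of Theorem~\ref{thm:induced}]
Let $\Gamma$ be the subgraph induced on $O$. With the cardinalities \eqref{eq:cards}, the set $\mathcal C(G_\Gamma)$ is not basic closed by Theorem~\ref{thm:path} and Propositions~\ref{prop:c45} and~\ref{prop:tri}. By Lemma~\ref{lem:red}(ii) the same holds with the actual cardinalities on $O$. The scenario $G|_O$ is graph-type by hypothesis, and $\Gamma(G|_O)=\Gamma$ is connected with at least two vertices, so $\mathcal C(G|_O)=\mathcal C(G_\Gamma)$ by Lemma~\ref{lem:red}(iii). By Lemma~\ref{lem:red}(i), $\mathcal C(G)$ is not basic closed, and by Lemma~\ref{lem:basic} no finite order is exact.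
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:class}]
The implication (3)$\Rightarrow$(1), with the bound on $n$, is Proposition~\ref{prop:positive}. For (1)$\Rightarrow$(2), if $n$ is exact, then $\mathcal C(G)=\mathcal I_n(G)$ is basic closed by Lemma~\ref{lem:basic}.

Suppose that (3) fails for some component. If the component contains a cycle, take a shortest one, of length $k$; it is induced, because a chord would give a shorter cycle. For $k\le5$ it is an induced $\mathsf C_3$, $\mathsf C_4$ or $\mathsf C_5$, and for $k\ge6$ five consecutive vertices of it induce a $\mathsf P_5$. If the component is a tree of diameter at least $4$, it contains a path with five vertices, and a path in a tree is induced. Since $G$ is graph-type, Theorem~\ref{thm:induced} applies to the vertex set of this subgraph as soon as the cardinalities are at least those in \eqref{eq:cards}. This proves the last assertion of the theorem and shows that (2) fails, so (2)$\Rightarrow$(3).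
\end{proof}

The negative statements say more than the failure of inflation. In the scenarios of Theorem~\ref{thm:induced}, no finite list of non-strict polynomial inequalities describes compatibility, so no hierarchy whose levels are each given by finitely many such inequalities is exact at a finite level. We do not claim a classification of scenarios in which sources have three or more children, beyond Theorem~\ref{thm:induced}, nor a result for the triangle with smaller alphabets, such as binary ones.

\begin{thebibliography}{1}

\bibitem{NW}
Miguel Navascues and Elie Wolfe, \emph{The Inflation Technique Completely Solves the Causal Compatibility Problem}, arXiv:1707.06476 (2017).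

\end{thebibliography}
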